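# Random Cliffords along the lines of a cube, and quantum codes of depth $(\log n)^{1/D}$

## 1. The line ensemble on a cube

We begin with a random circuit. Fix $D\ge 1$ and a side length $\ell$, and put one qubit on each site of the cube $\Lambda=[\ell]^D=\{1,\dots,\ell\}^D$, so there are $m=\ell^D$ qubits. A *$j$-line* is a set of $\ell$ sites obtained by fixing all coordinates except $x_j$. For each direction $j$ there are $\ell^{D-1}$ of them, and they partition $\Lambda$.

Recall that an $\ell$-qubit Pauli is a tensor product of $I,X,Y,Z$; we take Paulis modulo phase, so there are $4^\ell$ of them. A Clifford unitary is one that maps Paulis to Paulis under conjugation. Modulo phase there are finitely many Cliffords, so "a uniformly random Clifford" makes sense.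

**Definition (line ensemble).** Let $C_j$ be a tensor product of independent uniformly random Cliffords, one on each $j$-line, and let $C_1,\dots,C_D$ be independent. Put
$$C=C_1C_2\cdots C_D\qquad(C_D\text{ is applied first}).$$

The only property of a random Clifford that we use is the following.

**Fact (uniform images).** A uniformly random Clifford on $\ell$ qubits maps each fixed non-identity Pauli to a uniformly random non-identity Pauli.

*Proof.* Modulo phase, Paulis form the vector space $\mathbb F_2^{2\ell}$, and commutation is recorded by the symplectic form: $\langle P,Q\rangle=0$ if $P,Q$ commute and $1$ if they anticommute. For a Hermitian Pauli $Q$ the unitary $T_Q=(1+iQ)/\sqrt2$ fixes each $P$ that commutes with $Q$. If $P$ anticommutes with $Q$, then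
$$T_QPT_Q^\dagger=\tfrac12(1+iQ)P(1-iQ)=\tfrac12(1+iQ)^2P=iQP .$$
So $T_Q$ is a Clifford and acts as $P\mapsto P+\langle P,Q\rangle Q$ in additive notation. Let $P,P'\ne0$. If $\langle P,P'\rangle=1$, then $T_{P+P'}$ maps $P$ to $P+(P+P')=P'$. If $\langle P,P'\rangle=0$, choose $U$ with $\langle P,U\rangle=\langle P',U\rangle=1$. This is possible because either $P=P'\neq 0$, or $P,P'$ are linearly independent and so define independent functionals. Then go from $P$ to $U$ and from $U$ to $P'$. So the finite Clifford group acts transitively on non-identity Paulis. For a transitive action, the number of group elements taking $P$ to $P'$ does not depend on $P'$, which is uniformity. $\square$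

**Example 1 ($D=2$, $\ell=2$).** Let $E$ be a Pauli $X$ at site $(1,1)$. It touches one $2$-line, $\{(1,1),(1,2)\}$. After $C_2$ it is uniform over the $15$ non-identity Paulis of that line: $6$ have weight one and $9$ have weight two. In the first case (probability $6/15$) it touches one $1$-line, and $C_1$ makes it uniform over $15$ Paulis of that line. In the second case it touches both $1$-lines, and $C_1$ makes it uniform over $15^2=225$ Paulis, all of weight at least two. So the final weight is one with probability $\frac6{15}\cdot\frac6{15}=0.16$. A uniform non-identity Pauli on four qubits has weight one with probability only $12/255\approx0.047$. The line ensemble is not a random Clifford of the cube, and light images are more likely than for one.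

The purpose of this construction is to encode quantum information in very shallow circuits. A Clifford on a line of $\ell$ qubits has a nearest-neighbor circuit of depth $O(\ell)$ (Lemma 1), so $C$ has depth $O(D\ell)$, although it acts on $\ell^D$ qubits. We shall show that, used as the encoder of a code on the cube, $C$ gives failure probability $2^{-cm}$ with $m=\ell^D$. With $\ell^D$ of order $\log n$ this is polynomially small in $n$, and the depth is of order $(\log n)^{1/D}$.

## 2. Encoding on a grid, noise, and recovery

Place $n=L^D$ qubits on the grid $\{1,\dots,L\}^D$. An *encoding circuit of depth $d$* is a sequence of $d$ layers. Each layer consists of non-overlapping gates, which for us are arbitrary one-qubit gates and two-qubit gates on neighboring sites. Of the $n$ input qubits, $k$ are logical and the other $n-k$ are *ancillas* in state $|0\rangle$. Write $\mathcal E$ for the encoding map and call $k/n$ the encoding rate. Encoding gates are noiseless; the noise acts once, after the encoding; the recovery is an arbitrary channel.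

**Definition (noise).** An i.i.d. Pauli channel $\mathcal N$ applies to each qubit, independently, $I,X,Y,Z$ with probabilities $\vec p=(p_I,p_X,p_Y,p_Z)$. Depolarizing noise $\mathcal N_p=\mathcal D_p^{\otimes n}$ is the case $p_X=p_Y=p_Z$. We write $p_*=p_X+p_Y+p_Z$.

Depolarizing noise can be written $\mathcal D_p(\rho)=(1-q)\rho+q\,\mathbb 1/2$. Since $\mathbb 1/2=\frac14(\rho+X\rho X+Y\rho Y+Z\rho Z)$ for a one-qubit state, $p_*=\frac34q$. If $p$ denotes the total probability of $X,Y,Z$, then $p=p_*$ and $q=4p/3$ with $p\le3/4$; in the other common convention $q=p$. Our results do not depend on this choice, except for the value of constants.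

**Definition (AQEC error).** Let $\bar L$ be a reference system of $k$ qubits, $\Phi_{L\bar L}$ the maximally entangled state of the logical qubits $L$ with $\bar L$, and $P(\rho,\Phi)=\sqrt{1-F(\rho,\Phi)}$ the purified distance, with $F(\rho,\Phi)=\langle\Phi|\rho|\Phi\rangle$. The code corrects $\mathcal N$ with AQEC error $\epsilon$ if for some channel $\mathcal R$
$$P\bigl((\mathcal R\circ\mathcal N\circ\mathcal E\otimes\mathrm{id}_{\bar L})(\Phi_{L\bar L}),\Phi_{L\bar L}\bigr)\le\epsilon .$$

**Example 2.** Take $k=n$, no gates, and $\mathcal R=\mathrm{id}$. A Pauli $Q\neq I$ on $L$ takes $|\Phi\rangle$ to a state with overlap $|\langle\Phi|Q\otimes\mathbb 1|\Phi\rangle|^2=|\mathrm{Tr}\,Q/2^k|^2=0$. Hence $F=(1-p_*)^k$, exponentially small in $k$ for $p_*>0$.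

The problem comes from Guoding Liu, Zhenyu Du, Zi-Wen Liu, and Xiongfeng Ma, "Approximate Quantum Error Correction with 1D Log-Depth Circuits", arXiv:2503.17759 (2025). It asks to prove or disprove that in $D$ dimensions depth $O((\log n)^{1/D})$ suffices for constant rate and constant error-correcting capability. In detail: are there constants $p,c,\alpha>0$ such that, for all sufficiently large $n=L^D$, some encoding circuit of depth $O((\log n)^{1/D})$ on the grid has $k\ge cn$ and corrects $\mathcal N_p$ with AQEC error at most $n^{-\alpha}$? As quoted there, for $D=1$ random Clifford encoders with brickwork or double-layer blocked architecture achieve this in depth $O(\log n)$, and depth $\Omega(\log n)$ is necessary in 1D.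

Next, the stabilizer facts. Suppose the encoding unitary is a Clifford $C$ on $m$ qubits with some sites marked as ancillas. Let $\mathcal B$ be the set of Paulis that are $I$ or $Z$ on every ancilla site (and arbitrary on logical sites). These are the Paulis that commute with all ancilla $Z$'s. The code has stabilizer $S=C\langle Z_{\rm anc}\rangle C^\dagger$, whose elements act as scalars on the code space (we work modulo phase), and the Paulis commuting with all of $S$ form $C\mathcal BC^\dagger$. The *syndrome* of an error $E$ records which elements of $S$ it anticommutes with. Hence two errors have the same syndrome if and only if their product lies in $C\mathcal BC^\dagger$. A *syndrome decoder* is a map from syndromes to Paulis $\hat E$; it *fails* on $E$ if $\hat EE\notin S$. If it does not fail, the state after correction is the encoded state, unchanged.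

**Example 3.** On two qubits let site $1$ be logical, site $2$ an ancilla, and $C$ the CNOT with control $1$ and target $2$. Then $\mathcal B$ has $4\cdot2=8$ elements and is generated by $X_1,Z_1,Z_2$. These map to $X_1X_2$, $Z_1$, $Z_1Z_2$, so $S=\{I,Z_1Z_2\}$, and $C\mathcal BC^\dagger$ contains $Z_1$, of weight one, which has trivial syndrome but is not in $S$. The decoder always outputs the same $\hat E$ for $I$ and $Z_1$ and so fails on one of them. Light elements of $C\mathcal BC^\dagger$ are what we have to avoid.

## 3. Statements

Logarithms without a base are natural.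

**Theorem 1.** For every $D\ge 1$, $r'\in(0,1)$ and $\alpha>0$ there are $p>0$ and $A<\infty$ such that for all large $n=L^D$ some nearest-neighbor (Clifford) encoding circuit of depth $\le A(\log n)^{1/D}$ has $k\ge r'n$ and corrects $\mathcal N_p$ with AQEC error $\epsilon\le n^{-\alpha}$.

**Theorem 2.** Let $\mathcal N$ be an i.i.d. Pauli channel with single-qubit probabilities $\vec p$ of Shannon entropy $H=H(\vec p)<1$ bit, and let $0<R<1-H$. There are $A,\beta>0$ and $n_0$ such that for all $n=L^D\ge n_0$ and all $\epsilon\in[2^{-\beta n},\frac12]$ some encoding circuit of depth $\le A(\log(n/\epsilon))^{1/D}$ has $k\ge Rn$ and corrects $\mathcal N$ with AQEC error $\le\epsilon$.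

**Theorem 3.** Let the noise be depolarizing, $\mathcal D_p(\rho)=(1-q)\rho+q\,\mathbb 1/2$ with $q\in(0,1]$. Assume only that every gate has support of $\ell_\infty$-diameter $\le w$, with $w\ge1$ constant. Put $V=(2wd+1)^D$. Every depth-$d$ encoding with $k\ge1$ logical qubits satisfies, for every recovery,
$$\epsilon^2\ \ge\ 1-\exp\bigl(-\tfrac34Kq^V\bigr),\qquad K=\lceil k/(4wd+1)^D\rceil .$$
Hence if $k\ge cn$ with $c>0$ constant, $q<1$ and $\epsilon\le\frac12$, then $d\ge A'(\log(n/\epsilon))^{1/D}$ for $n\ge n_0(c,q,D)$, where $A'=A'(q,D,w)>0$.

So the conjecture is true for every $D\ge1$. Moreover, for depolarizing noise ($q>0$) with $H<1$, a constant rate $R<1-H$ and any $\epsilon\in[2^{-\beta n},\frac12]$, the optimal depth is $\Theta((\log(n/\epsilon))^{1/D})$: Theorem 2 gives the upper bound, and Theorem 3 applies with $c=R$ because $q=1$ would mean $H=2$.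

**Example 4.** For $p_X=p_Y=p_Z=p/3$ one has $H=h(p)+p\log_23$, with $h$ the binary entropy. At $p=0.1$ this is about $0.469+0.158=0.627$, so Theorem 2 covers every rate below about $0.37$.

## 4. One line by hand

Let $D=1$, so $C$ is one uniformly random Clifford on $\ell$ qubits. Let $k_0=\lfloor r\ell\rfloor$ sites be logical, $r<1$. Then $|\mathcal B|=4^{k_0}2^{\ell-k_0}=2^{\ell+k_0}$.

We need to count light Paulis. For $\delta\in(0,\frac12]$ put $\eta(\delta)=\frac12(h(\delta)+\delta\log_23)$. From $\sum_{i\le\delta m}\binom mi\le2^{h(\delta)m}$ and $3^i\le3^{\delta m}$,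
$$\#\{\text{Paulis on }m\text{ qubits of weight}\le\delta m\}\le 2^{h(\delta)m}3^{\delta m}=4^{\eta(\delta)m},\qquad \eta(\delta)\to0\text{ as }\delta\to0. \tag{1}$$

By uniformity of images and (1), the expected number of $b\in\mathcal B\setminus\{I\}$ with $\mathrm{wt}(CbC^\dagger)\le\delta\ell$ is at most
$$(2^{\ell+k_0}-1)\,\frac{4^{\eta\ell}-1}{4^\ell-1}\le2^{(1+r)\ell}\,4^{-(1-\eta)\ell}=2^{-(1-r-2\eta)\ell},$$
where $\frac{a-1}{b-1}\le\frac ab$ for $1\le a\le b$, $b>1$. If $2\eta<1-r$ this tends to zero, so typically no nontrivial element of $C\mathcal BC^\dagger$ is light. Then errors of weight at most $\delta\ell/2$ are corrected by choosing the lightest error with the given syndrome, and heavier errors are exponentially rare if $p_*<\delta/2$. A block of $\ell$ qubits thus fails with probability $2^{-c\ell}$. With $n/\ell$ blocks in parallel, $\ell$ a large multiple of $\log n$ makes the total failure probability polynomially small. The depth is $O(\ell)=O(\log n)$ by Lemma 1. This already proves the case $D=1$ of the conjecture, up to details that we shall supply for all $D$.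

In $D$ dimensions the same bookkeeping asks for cubes of volume $m=\ell^D$ of order $\log n$, hence side of order $(\log n)^{1/D}$, and an encoder of depth proportional to the side.

## 5. Two obstructions in a cube

**One random Clifford per cube is too deep when $D\ge2$.** The computation of Section 4 works verbatim for a uniformly random Clifford on all $m$ qubits of the cube. But count circuits made of Clifford gates. In one layer, each site is idle, or has a one-qubit Clifford, or is paired with one of at most $2D$ neighbors by one of finitely many two-qubit Cliffords. So a layer has at most $K_D^m$ possibilities, and depth $t$ allows at most $K_D^{mt}$ circuits, with $K_D$ a constant. On the other side, the Clifford group modulo Paulis and phases is $Sp(2m,\mathbb F_2)$, with $2^{m^2}\prod_{i=1}^m(4^i-1)\ge2^{m^2}$ elements. With $t=a\ell=a\,m^{1/D}$, $a$ constant, the circuits cover at most a fraction $2^{a m^{1+1/D}\log_2K_D-m^2}$ of all Cliffords, which tends to $0$ for $D\ge2$. (For $D=1$ the two exponents are of the same order, and Lemma 1 shows that linear depth is enough.)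

This is why we use the line ensemble. It is shallow, but by Example 1 its images are not uniform.

**The plain union bound breaks for the line ensemble when $D\ge2$.** One would like to bound $\Pr[\mathrm{wt}(CbC^\dagger)\le\delta m]$ by a single number valid for all $b\ne I$, and multiply by $|\mathcal B|$. Take $b\ne I$ supported on a single $D$-line. After $C_D$ it has weight one with probability $3\ell/(4^\ell-1)\ge4^{-\ell}$. From then on its $D$-th coordinate does not move, since $C_{D-1},\dots,C_1$ act in the other directions. So it ends with weight at most $\ell^{D-1}$, and this is $\le\delta\ell^D$ once $\ell\ge1/\delta$. Hence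
$$\max_{b\ne I}\Pr[\mathrm{wt}(CbC^\dagger)\le\delta m]\ \ge\ 4^{-\ell}. \tag{2}$$
But if each $D$-line has $k_0$ logical sites, $|\mathcal B|=2^{(\ell+k_0)\ell^{D-1}}\ge2^m$, and $2^m4^{-\ell}\to\infty$. The union bound fails because of the few $b$ that touch few lines.

The way past this is to compare the two sides at the same grade. There are many $b$ in total but only about $2^{(1+r)\ell N}$ of them on a given set of $N$ touched $D$-lines. If the probability of a light image is about $4^{-\ell N}$ for those (for $N=1$ this is, by (2), the most one can hope for), then each grade $N$ contributes a small amount, because $1+r<2$. The main technical statement, Lemma 3, is this graded bound.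

## 6. Cliffords on a line in linear depth

**Lemma 1.** Every Clifford unitary on a line of $\ell$ qubits has a nearest-neighbor circuit of depth $\le32\ell$ (up to global phase).

*Proof.*

**Step 1: reduction to CNOT circuits.** By Aaronson–Gottesman (Phys. Rev. A 70, 052328 (2004), Theorem 8), a Clifford is a product of $11$ rounds H-C-P-C-P-C-H-P-C-P-C, where H and P are rounds of one-qubit gates and C are circuits of CNOTs (between arbitrary pairs). There are six one-qubit rounds; with one more layer of Paulis if needed, at most $7$ one-qubit layers. It remains to implement each of the five C rounds by neighboring gates in depth $5\ell$. A CNOT circuit acts on basis states as $x\mapsto Mx$ with $M\in GL_\ell(\mathbb F_2)$. By Gaussian elimination with pivoting, $M=\Pi\mathsf L\mathsf U$, where $\Pi$ is a permutation, $\mathsf L$ is unit lower triangular and $\mathsf U$ unit upper triangular. We implement $\mathsf U$, then $\mathsf L$, then $\Pi$.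

**Step 2: permutations in $\ell$ layers.** Odd–even transposition sort (Knuth, TAOCP vol. 3, §5.3.4) sorts $\ell$ items in $\ell$ rounds, comparing in alternate rounds the positions $(1,2),(3,4),\dots$ and $(2,3),(4,5),\dots$, and exchanging where needed. Give each qubit its destination as key; the exchanges are SWAPs of neighbors, and they realize $\Pi$ in $\ell$ layers.

**Step 3: the full swap network.** This step makes every pair of items adjacent exactly once. The number of comparators in $\ell$ rounds is $\ell(\ell-1)/2$: for odd $\ell$ every round has $(\ell-1)/2$; for even $\ell$, half of the rounds have $\ell/2$ and half have $\ell/2-1$. Feed the sort a reversed input. It has $\ell(\ell-1)/2$ inversions, and an exchange of neighbors that are out of order removes exactly one inversion, that of the exchanged pair. All must be removed, so every comparator exchanges, and each pair is exchanged exactly once. Hence $\ell$ layers that unconditionally swap all pairs of the odd–even pattern reverse the line, and each pair of items meets exactly once.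

**Step 4: triangular matrices.** In the full swap network, number the items by their starting positions. Where items $i<j$ meet, replace SWAP by the two-qubit gate "CNOT with control $j$ and target $i$, raised to the power $c_{ij}\in\{0,1\}$, followed by SWAP". The CNOT is the matrix $I+e_{ij}$ on the items. So the network applies $\prod_{i<j}(I+c_{ij}e_{ij})$, in a fixed order, followed by reversal. Expand the product. Since $e_{ij}e_{kl}$ is $e_{il}$ if $j=k$ and $0$ otherwise, the $(i,j)$ entry is $c_{ij}$ plus a sum of products along chains $i<i_1<\dots<j$ with at least two links, which involve only $c_{i'j'}$ with $j'-i'<j-i$. So we can choose the $c_{ij}$ in order of increasing $j-i$ to produce any prescribed unit upper triangular matrix. Thus $\mathsf U$ costs $\ell$ layers, plus $\ell$ layers of the full swap network to undo the reversal. For $\mathsf L$ exchange the roles of control and target; the argument is the same, $2\ell$ layers.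

Each C round takes $2\ell+2\ell+\ell=5\ell$ layers, in total $25\ell+7\le32\ell$. $\square$

**Example 5 ($\ell=3$).** The pairs of items meet in the order $(1,2),(1,3),(2,3)$. For a lower triangular matrix the product, first factor on the right, is $(I+c_{32}e_{32})(I+c_{31}e_{31})(I+c_{21}e_{21})$. Its $(2,1)$ and $(3,2)$ entries are $c_{21},c_{32}$, and its $(3,1)$ entry is $c_{31}+c_{32}c_{21}$. One chooses $c_{21},c_{32}$ first and then $c_{31}$.

Applying Lemma 1 to all lines of one direction in parallel, every realization of the line ensemble has depth $\le32D\ell$.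

## 7. Paths of touched lines

For a Pauli $E$ on the cube let $Y_j(E)$ be the set of $j$-lines on which $E$ is not the identity, and $N_j(E)=|Y_j(E)|$. For a set $Y_j$ of $j$-lines let $X_j\subset\Lambda$ be the union of its lines, so $|X_j|=\ell|Y_j|$. Let $\mathcal K(Y_j)$ be the set of Paulis $E$ with $Y_j(E)=Y_j$. It has $(4^\ell-1)^{|Y_j|}$ elements. We always take $\ell$ so large that
$$(1-4^{-\ell})^{-\ell^{D-1}}\le2,\qquad\text{so that}\qquad|\mathcal K(Y_j)|=4^{|X_j|}(1-4^{-\ell})^{|Y_j|}\ge\tfrac12\,4^{|X_j|}. \tag{3}$$
This is possible because $\ell^{D-1}4^{-\ell}\to0$.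

Follow a Pauli $E\ne I$ through the circuit: $E_{D+1}=E$ and $E_j=C_jE_{j+1}C_j^\dagger$ for $j=D,\dots,1$, so $E_1=CEC^\dagger$. Since $C_j$ is a product over $j$-lines, it does not change which $j$-lines are touched. Put $Y_j:=Y_j(E_{j+1})=Y_j(E_j)$. By the uniform images fact on each touched line, and independence of the lines, conditionally on $E_{j+1}$ and everything before it,
$$E_j\text{ is uniform on }\mathcal K(Y_j). \tag{4}$$

The next lemma says what it costs for the touched region to shrink. Each site lost from one direction to the next costs a factor $4$.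

**Lemma 2 (path bound).** Assume (3). For $E\ne I$, with $Y_D=Y_D(E)$, any $Y_{D-1},\dots,Y_1$ and any set $\mathcal A$ of Paulis, the probability that this sequence of touched sets occurs and $E_1\in\mathcal A$ is at most
$$2^D\,4^{-\sigma-|X_1|}\,|\mathcal A\cap\mathcal K(Y_1)|,\qquad\sigma=\sum_{j=2}^D|X_j\setminus X_{j-1}|.$$
Moreover $|X_D|\le\sigma+|X_1|$.

*Proof.*

**Step 1: one change of direction.** Let $2\le j\le D$ and condition on the history up to $E_{j+1}$, with touched set $Y_j$. If the next touched set is $Y_{j-1}$, then $E_j$ is supported in $X_j$ and in $X_{j-1}$. There are $4^{|X_j\cap X_{j-1}|}$ Paulis with this property. By (4) and (3) the conditional probability is at most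
$$\frac{4^{|X_j\cap X_{j-1}|}}{|\mathcal K(Y_j)|}\le2\cdot4^{|X_j\cap X_{j-1}|-|X_j|}=2\cdot4^{-|X_j\setminus X_{j-1}|}.$$

**Step 2: the last layer.** Given the history up to $E_2$ with touched set $Y_1$, $E_1$ is uniform on $\mathcal K(Y_1)$, so $E_1\in\mathcal A$ has conditional probability at most $2\cdot4^{-|X_1|}|\mathcal A\cap\mathcal K(Y_1)|$.

Multiplying the $D-1$ bounds of Step 1 and the bound of Step 2 gives the claim.

**Step 3: the inequality for $|X_D|$.** A site in $X_D\setminus X_1$ leaves the touched region somewhere: going from $j=D$ down to $1$ there is some $j\ge2$ with the site in $X_j$ and not in $X_{j-1}$. So $X_D\setminus X_1\subset\bigcup_{j\ge2}(X_j\setminus X_{j-1})$, hence $|X_D|-|X_1|\le|X_D\setminus X_1|\le\sigma$. $\square$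

**Example 6 ($D=2$).** If $E$ touches one $2$-line, the set $Y_1$ of $1$-lines touched after $C_2$ is given by the $t$ sites where $E_2\ne I$. A particular $Y_1$ with $|Y_1|=t\ge1$ has probability exactly $3^t/(4^\ell-1)$. Here $|X_2\setminus X_1|=\ell-t$, and Step 1 gives the bound $2\cdot4^{-(\ell-t)}$.

## 8. Spreading, graded by the number of touched lines

**Lemma 3 (spreading).** For every $D\ge1$ and $\theta\in(0,1)$ there are $\delta\in(0,\frac12]$ and $\ell_0$ such that for all $\ell\ge\ell_0$ and all Paulis $E\ne I$ on $[\ell]^D$,
$$\Pr\bigl[\mathrm{wt}(CEC^\dagger)\le\delta\ell^D\bigr]\le4^{-(1-\theta)\ell N_D(E)}.$$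

A first try is to apply Lemma 2 with $\mathcal A=\{\mathrm{wt}\le\delta m\}$, for which $|\mathcal A|\le4^{\eta m}$ with $\eta=\eta(\delta)$, and to sum over all sequences. Since $\sigma+|X_1|\ge|X_D|=\ell N_D(E)$, this gives $2^{D+(D-1)\ell^{D-1}}\,4^{\eta m-\ell N_D(E)}$. It is good if $N_D(E)$ is a constant multiple of $\ell^{D-1}$ much larger than $\eta$. But if $\ell N_D(E)\le\eta m$, the bound exceeds one and says nothing. For such $E$ we need another argument, and induction on $D$ gives it: the directions $2,\dots,D$ form a $(D-1)$-dimensional ensemble in each slice $x_1=u$.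

*Proof.* Induction on $D$.

**Step 1: $D=1$.** Choose $\delta$ with $\eta(\delta)\le\theta$. Here $N_1(E)=1$ and $CEC^\dagger$ is uniform over $4^\ell-1$ Paulis, of which at most $4^{\eta\ell}-1$ are light. So the probability is at most $\frac{4^{\eta\ell}-1}{4^\ell-1}\le4^{-(1-\eta)\ell}\le4^{-(1-\theta)\ell}$.

**Step 2: choice of constants for $D\ge2$.** Let $\kappa$ be the constant $\delta$ that the lemma gives for $(D-1,\theta/2)$. Choose $\delta\le\frac12$ with $\eta:=\eta(\delta)\le\theta\kappa/4$. Take $\ell_0$ at least as large as the one for $(D-1,\theta/2)$, and such that for $\ell\ge\ell_0$: (3) holds, $\theta\ell\ge2$, and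
$$D+(D-1)\ell^{D-1}\le\tfrac12\theta\kappa\,\ell^D. \tag{5}$$
Write $N=N_D(E)\ge1$ and $m=\ell^D$.

**Step 3: Case A, $N\le(\kappa-\eta)\ell^{D-1}$.** This step treats Paulis that touch few lines. Cut the cube into slices $\{x_1=u\}\cong[\ell]^{D-1}$, $u\in[\ell]$. Every $j$-line with $j\ge2$ lies in exactly one slice. So $C_D,\dots,C_2$ act independently on the slices, and in each slice as the $(D-1)$-dimensional line ensemble, with direction $D$ first. Let $F_u$ be the part of $E_2$ on slice $u$, and $n_u$ the number of $D$-lines in slice $u$ that $E$ touches; $\sum_un_u=N$. By the induction hypothesis,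
$$\Pr[\mathrm{wt}(F_u)\le\kappa\ell^{D-1}]\le4^{-(1-\theta/2)\ell n_u},$$
trivially so if $n_u=0$. Now distinguish two events according to the number of $1$-lines that $E_2$ touches.

(i) $N_1(E_2)\le\kappa\ell^{D-1}$. Distinct sites of one slice lie on distinct $1$-lines, so $\mathrm{wt}(F_u)\le N_1(E_2)\le\kappa\ell^{D-1}$ for every $u$. The slices are independent, so this event has probability at most $\prod_u4^{-(1-\theta/2)\ell n_u}=4^{-(1-\theta/2)\ell N}$.

(ii) $N_1(E_2)>\kappa\ell^{D-1}$. Given $E_2$, by (4) and (3), $E_1$ is uniform on a class of size at least $\frac12\,4^{\kappa m}$. By (1) it is light with conditional probability at most $2\cdot4^{-(\kappa-\eta)m}\le2\cdot4^{-\ell N}$, the last step by the assumption of Case A.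

Adding, and using $\theta\ell N\ge2$,
$$\Pr[\mathrm{wt}(E_1)\le\delta m]\le4^{-(1-\theta)\ell N}\bigl(4^{-\theta\ell N/2}+2\cdot4^{-\theta\ell N}\bigr)\le4^{-(1-\theta)\ell N}\bigl(\tfrac14+\tfrac18\bigr).$$

**Step 4: Case B, $N>(\kappa-\eta)\ell^{D-1}$.** This step treats Paulis that touch a constant fraction of the lines; here the first try works. As $\eta\le\kappa/4$, we have $N>\frac34\kappa\ell^{D-1}$. By Lemma 2 with $\mathcal A=\{\mathrm{wt}\le\delta m\}$, by $\sigma+|X_1|\ge\ell N$, and by summing over at most $2^{(D-1)\ell^{D-1}}$ sequences $(Y_{D-1},\dots,Y_1)$,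
$$\Pr[\mathrm{wt}(E_1)\le\delta m]\le2^{D+(D-1)\ell^{D-1}}\,4^{\eta m-\ell N}.$$
By (5) and the choice of $\eta$, $D+(D-1)\ell^{D-1}+2\eta m\le\frac12\theta\kappa m+\frac12\theta\kappa m=\theta\kappa m\le\frac32\theta\kappa m\le2\theta\ell N$. So the bound is at most $2^{2\theta\ell N}4^{-\ell N}=4^{-(1-\theta)\ell N}$. $\square$

## 9. Block codes without light normalizer elements

Fix $r\in(0,1)$. In each $D$-line of the cube let $k_0=\lfloor r\ell\rfloor$ sites be logical and the other $\ell-k_0$ sites be ancillas in $|0\rangle$, and encode with $C$. On each $D$-line, $\mathcal B$ allows $4^{k_0}2^{\ell-k_0}=2^{\ell+k_0}\le2^{(1+r)\ell}$ choices. Put $\theta=(1-r)/4$, let $\delta=\delta(D,r)$ be the constant from Lemma 3 for $(D,\theta)$, and let $G$ be the event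
$$G:\qquad\mathrm{wt}(CbC^\dagger)>\delta m\quad\text{for all }b\in\mathcal B\setminus\{I\}.$$

**Proposition 4.** $\Pr[G^c]\to0$ as $\ell\to\infty$.

*Proof.* Sort the $b\ne I$ by the set $Y_D\ne\emptyset$ of $D$-lines they touch. There are $(2^{\ell+k_0}-1)^{|Y_D|}$ of them for each $Y_D$, and Lemma 3 applies with $N_D(b)=|Y_D|$. Summing over sets $Y_D$ by the binomial theorem,
$$\Pr[G^c]\le\sum_{\emptyset\ne Y_D}(2^{\ell+k_0}-1)^{|Y_D|}4^{-(1-\theta)\ell|Y_D|}\le\bigl(1+2^{(1+r)\ell-2(1-\theta)\ell}\bigr)^{\ell^{D-1}}-1 .$$
The exponent is $(1+r)-2+2\theta=-(1-r)+\frac{1-r}2=-\frac{1-r}2$ times $\ell$. Hence the right side is at most $\exp\bigl(\ell^{D-1}2^{-(1-r)\ell/2}\bigr)-1\to0$. $\square$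

The event $G$ includes the elements of $S$ other than $I$. So under $G$ even the stabilizer elements are heavy.

## 10. Tiling the grid by blocks

The next lemma turns a good block code of every large side into a code on the whole grid with a prescribed error. It contains the choice of $\ell$.

**Lemma 5 (assembly).** Let $0<R<r<1$ and $c>0$. Suppose that for all $\ell\ge\ell_1$ some realization of $C$ gives a block code (with $k_0=\lfloor r\ell\rfloor$) for which some syndrome decoder fails with probability $\le2^{-cm}$ under the given i.i.d. Pauli noise. Then there are $A,\beta>0$ and $n_0$ such that for all $n=L^D\ge n_0$ and $\epsilon\in[2^{-\beta n},\frac12]$ there is an encoding circuit of depth $\le A(\log(n/\epsilon))^{1/D}$, with $k\ge Rn$ and AQEC error $\le\epsilon$.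

*Proof.*

**Step 1: the block side.** Choose $\varsigma\in(0,1)$ with $(1-\varsigma)^D(r-\varsigma)\ge R$, possible since $R<r$, and put
$$\beta=\tfrac c4(\varsigma/2)^D,\qquad\ell=\Bigl\lceil\bigl(\tfrac1c\log_2(n/\epsilon^2)\bigr)^{1/D}\Bigr\rceil .$$
As $\log_2(n/\epsilon^2)\ge\log_2n$, for large $n$ we have $\ell\ge\max(\ell_1,1/\varsigma)$ for all allowed $\epsilon$. Also $\log_2(n/\epsilon^2)\le\log_2n+2\beta n\le4\beta n$ once $\log_2n\le2\beta n$. Then $\ell\le1+(4\beta n/c)^{1/D}=1+\frac\varsigma2L\le\varsigma L$ once $\varsigma L\ge2$. So the blocks fit.

**Step 2: rate and depth.** Place $\lfloor L/\ell\rfloor^D$ disjoint cubes of side $\ell$ in the grid and use the given circuit in each, in parallel. Leftover sites hold $|0\rangle$ and are not used. Since $\lfloor L/\ell\rfloor\,\ell\ge L-\ell$ and $\lfloor r\ell\rfloor\ge\ell(r-1/\ell)$,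
$$k=\lfloor L/\ell\rfloor^D\lfloor r\ell\rfloor\ell^{D-1}\ge n(1-\ell/L)^D(r-1/\ell)\ge n(1-\varsigma)^D(r-\varsigma)\ge Rn .$$
By Lemma 1 the depth is at most $32D\ell$. For large $n$ the number inside the ceiling is at least $1$, so $\ell$ is at most twice that number, and $\log_2(n/\epsilon^2)\le2\log_2(n/\epsilon)$. Hence the depth is at most $64D\bigl(\frac2c\log_2(n/\epsilon)\bigr)^{1/D}$, which is of the form $A(\log(n/\epsilon))^{1/D}$.

**Step 3: recovery.** In each block measure the syndrome, apply the decoder's Pauli $\hat E$, undo the encoder, and keep the logical qubits. For each Pauli error the syndrome is deterministic. If the decoder succeeds in every block, the residual error is a stabilizer element, and the logical state is restored exactly, including its entanglement with $\bar L$. So the effective logical channel is a convex mixture that contains the identity channel with weight at least $1-n2^{-cm}$, by a union bound over at most $n$ blocks. As $F$ is linear in the state and nonnegative, $F\ge1-n2^{-cm}$, and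
$$P\le\sqrt{n2^{-cm}}\le\epsilon,$$
because $cm=c\ell^D\ge\log_2(n/\epsilon^2)$. $\square$

## 11. Minimum-weight decoding and the proof of Theorem 1

Recall Hoeffding's inequality: if $Z_1,\dots,Z_N$ are independent and each takes values in an interval of length $\Delta$, then $\sum Z_i$ exceeds its mean by $t$ or more with probability at most $e^{-2t^2/(N\Delta^2)}$, and the same holds below the mean.

**Step 1: a good block.** Given $r'\in(0,1)$, choose $r\in(r',1)$ and $\delta=\delta(D,r)$ as in Section 9. By Proposition 4, for all large $\ell$ some realization $C$ satisfies $G$.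

**Step 2: the decoder.** Let $\hat E$ be a minimum-weight Pauli with the observed syndrome. Suppose $\mathrm{wt}(E)\le\delta m/2$. Then $\mathrm{wt}(\hat E)\le\mathrm{wt}(E)$, so $\hat EE$ has weight at most $\delta m$. It lies in $C\mathcal BC^\dagger$, because $E$ and $\hat E$ have the same syndrome. By $G$ it is $I$, so decoding succeeds.

**Step 3: the noise.** Choose $p$ such that $0<p_*<\delta/2$. By Hoeffding's inequality with $\Delta=1$, $\mathrm{wt}(E)>\delta m/2$ has probability at most $e^{-2(\delta/2-p_*)^2m}=2^{-cm}$ with a constant $c>0$.

**Step 4: assembly.** Apply Lemma 5 with $R=r'$ and $\epsilon=n^{-\alpha}$, which lies in $[2^{-\beta n},\frac12]$ for large $n$. The depth is $O((\log n^{1+\alpha})^{1/D})=O((\log n)^{1/D})$, and all gates are Clifford. $\blacksquare$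

By Proposition 4 more is true: if one sample of the random block circuit is used in all blocks, then a typical sample, with probability tending to $1$, works.

## 12. Typical errors and the proof of Theorem 2

The argument of Section 11 asks for $p_*<\delta/2$ with the constant $\delta$ of Lemma 3. To reach every rate below $1-H$, we count likely errors instead of light ones. The event $G$ remains useful, and we shall see where it enters.

**Step 1: constants.** Let $R<r<1-H$, $\gamma=1-r-H>0$, $\delta=\delta(D,r)$ as in Section 9 (note $r<1$), and $\xi=\gamma\delta/4$. Write $\pi(E)$ for the probability of the error $E$, and $\pi(E_X)$ for the probability of its restriction to a set $X$ of sites. By independence $\pi(E)=\pi(E_X)\pi(E_{X^c})$.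

**Step 2: the typical set.** We want a set of likely errors on which we control the probability off every region that can appear as $X_1$. Let $T$ be the set of $E$ with $\pi(E)>0$ such that

- (T1) $-\log_2\pi(E)\le(H+\xi)m$;
- (T2) for every union $X$ of $1$-lines, $-\log_2\pi(E_{X^c})\ge H|X^c|-\xi m$.

The variables $-\log_2\pi(E_i)$, for single sites $i$, are i.i.d. with mean $H$ and take values in an interval of some constant length $\Delta$. If $\Delta=0$ they are constant and $\pi(T^c)=0$. Otherwise (T1) fails with probability at most $e^{-2\xi^2m^2/(m\Delta^2)}$. For a fixed $X$ the inequality in (T2) fails with probability at most $e^{-2\xi^2m^2/(|X^c|\Delta^2)}\le e^{-2\xi^2m/\Delta^2}$ (and never if $X^c=\emptyset$). There are $2^{\ell^{D-1}}$ unions $X$, so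
$$\pi(T^c)\le(2^{\ell^{D-1}}+1)e^{-2\xi^2m/\Delta^2},$$
exponentially small in $m$ because $\ell^{D-1}=m/\ell$.

**Step 3: counting typical errors that differ only on $X$.** For $E\in T$ and $X$ a union of $1$-lines,
$$\#\{Q\text{ supported in }X:\ EQ\in T\}\le2^{H|X|+2\xi m}. \tag{6}$$
Indeed $E'=EQ\in T$ agrees with $E$ off $X$, so by (T1) for $E'$, $\pi(E'_X)=\pi(E')/\pi(E_{X^c})\ge2^{-(H+\xi)m}/\pi(E_{X^c})$. The $E'_X$ are distinct and their probabilities sum to at most one, so their number is at most $2^{(H+\xi)m}\pi(E_{X^c})$. By (T2) for $E$ this is at most $2^{(H+\xi)m-H|X^c|+\xi m}=2^{H|X|+2\xi m}$.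

**Step 4: the decoder and when it fails.** For each syndrome choose some element of $T$ with that syndrome if there is one, and $I$ otherwise. Suppose $E\in T$ and decoding fails. Then $\hat E\in T$, since $E$ itself shows that a typical error with this syndrome exists, and $\hat EE\in C\mathcal BC^\dagger\setminus S$. So $\hat EE=CbC^\dagger$ with $b\in\mathcal B\setminus\{I\}$ and $E\cdot CbC^\dagger=\hat E\in T$. If $G$ holds, then $\mathrm{wt}(CbC^\dagger)>\delta m$, so the union $X_1$ of the $1$-lines that it touches has $|X_1|>\delta m$. As $T$ does not depend on $C$, with $ET=\{EQ:Q\in T\}$,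
$$\mathbb E_C\bigl[\Pr(\text{fail}\,|\,C)\mathbf 1_G\bigr]\le\pi(T^c)+\sum_{E\in T}\pi(E)\sum_{b\in\mathcal B\setminus\{I\}}\Pr_C\bigl[CbC^\dagger\in ET,\ |X_1|>\delta m\bigr]. \tag{7}$$

**Step 5: the inner sum.** Fix $E\in T$. Apply Lemma 2 to $b$ with $\mathcal A=ET$. The elements of $\mathcal A\cap\mathcal K(Y_1)$ are supported in $X_1$, so by (6) there are at most $2^{H|X_1|+2\xi m}$ of them. Each sequence $Y_{D-1},\dots,Y_1$ therefore contributes at most $2^{D+2\xi m}\,2^{-2\sigma-2|X_1|+H|X_1|}$. There are at most $2^{(1+r)|X_D|}$ elements $b$ with given $Y_D$, and at most $2^{D\ell^{D-1}}$ sequences $(Y_D,\dots,Y_1)$. So the inner sum in (7) is at most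
$$2^{D+D\ell^{D-1}+2\xi m}\ \max\,2^{-2\sigma-(2-H)|X_1|+(1+r)|X_D|},$$
the maximum over sequences with $|X_1|>\delta m$. Now $2-H=1+r+\gamma$ and $|X_D|-|X_1|\le\sigma$ by Lemma 2, so the exponent is
$$-2\sigma+(1+r)\bigl(|X_D|-|X_1|\bigr)-\gamma|X_1|\le-2\sigma+(1+r)\sigma-\gamma|X_1|\le-\gamma|X_1|\le-\gamma\delta m .$$
As $2\xi=\gamma\delta/2$, the inner sum is at most $2^{D+D\ell^{D-1}-\gamma\delta m/2}$.

This is where $G$ is used. The gain is $\gamma|X_1|$, and it has to beat the losses $2\xi m$ from typicality and $D\ell^{D-1}$ from counting sequences. Without a lower bound on $|X_1|$ linear in $m$ this estimate would not be enough.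

**Step 6: a good realization.** By Steps 2 and 5, $\mathbb E_C[\Pr(\text{fail}|C)\mathbf 1_G]\le2^{-2cm}$ for some $c>0$ and all large $\ell$. As $\Pr[G]\ge\frac12$ for large $\ell$, some $C\in G$ has $\Pr(\text{fail}|C)\le2\cdot2^{-2cm}\le2^{-cm}$. (By Markov's inequality $\Pr(\text{fail}|C)\mathbf 1_G>2^{-cm}$ has probability at most $2^{-cm}$, so with Proposition 4 a random $C$ has $\Pr(\text{fail}|C)\le 2^{-cm}$ with probability tending to $1$.) Lemma 5 gives the theorem. $\blacksquare$

## 13. Erased light cones and the proof of Theorem 3

The converse uses one mechanism. In a shallow circuit a logical qubit influences only a small region. Depolarizing noise erases a given region of $V$ sites with probability at least $q^V$, and there are many disjoint regions.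

**Step 1: disjoint light cones.** Let $U$ be the encoding unitary. For an input site $v$ let $\Gamma(v)$ be its forward light cone: start from $\{v\}$ and at each layer add the supports of all gates that meet the current set. For every operator $O_v$ on $v$, $UO_vU^\dagger$ is supported in $\Gamma(v)$. Each layer enlarges $\ell_\infty$-distances by at most $w$, so $\Gamma(v)$ lies in the ball of radius $wd$ and $|\Gamma(v)|\le V=(2wd+1)^D$. Choose logical input sites $v_1,v_2,\dots$ greedily with pairwise $\ell_\infty$-distance $>2wd$. Each choice excludes at most $(4wd+1)^D$ sites, so we can choose $K=\lceil k/(4wd+1)^D\rceil$ of them. Their cones are disjoint.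

**Step 2: noise as random erasure.** Since $\mathcal D_p(\rho)=(1-q)\rho+q\,\mathbb 1/2$, the noise is a mixture over patterns in which each site, independently with probability $q$, is erased and replaced by $\mathbb 1/2$. Fix a pattern. Let $\mathcal J$ be the set of $i\le K$ such that all of $\Gamma(v_i)$ is erased, and $J=|\mathcal J|$.

**Step 3: an erased cone decouples its reference qubit.** Let $O$ be an observable on outputs outside $\bigcup_{i\in\mathcal J}\Gamma(v_i)$. It commutes with $UO_{v_i}U^\dagger$ for every operator $O_{v_i}$ on $v_i$, $i\in\mathcal J$. So $U^\dagger OU$ commutes with all operators on these inputs, that is, it acts trivially on them. Let $M$ be an observable on the references $\bar L_{\mathcal J}$ of these logical qubits. In the initial state the pairs $L_i\bar L_i$, $i\in\mathcal J$, are in a product with everything else, so the expectation of $M\otimes U^\dagger OU$ factorizes into $2^{-J}\,\mathrm{Tr}\,M$ times the expectation of $U^\dagger OU$. Hence $\bar L_{\mathcal J}$ is maximally mixed and uncorrelated with the outputs outside the erased cones. This remains true after the erased sites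 are filled with $\mathbb 1/2$ and any recovery is applied.

**Step 4: fidelity of one pattern.** By Step 3 the state on $\bar L_{\mathcal J}$ and the corresponding recovered logical qubits is $2^{-J}\mathbb 1\otimes\rho'$ for some state $\rho'$. With $\Phi_{\mathcal J}$ the maximally entangled state of these $J$ pairs,
$$\langle\Phi_{\mathcal J}|\,2^{-J}\mathbb 1\otimes\rho'\,|\Phi_{\mathcal J}\rangle=2^{-J}\,\mathrm{Tr}(2^{-J}\rho')=4^{-J},$$
since the marginal of $\Phi_{\mathcal J}$ on the logical side is $2^{-J}\mathbb 1$. Because $|\Phi\rangle\langle\Phi|\le|\Phi_{\mathcal J}\rangle\langle\Phi_{\mathcal J}|\otimes\mathbb 1$, the pattern contributes fidelity at most $4^{-J}$.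

**Step 5: average over patterns.** $F$ is linear in the state, and as the cones are disjoint the events $i\in\mathcal J$ are independent, with probabilities $q^{|\Gamma(v_i)|}\ge q^V$. Hence
$$1-\epsilon^2\le F\le\mathbb E[4^{-J}]=\prod_{i=1}^K\bigl(1-\tfrac34q^{|\Gamma(v_i)|}\bigr)\le\exp\bigl(-\tfrac34Kq^V\bigr). \tag{8}$$
This holds for any $\epsilon$ that is at least the purified distance achieved, and it is the stated inequality.

**Step 6: the depth bound.** Let $k\ge cn$, $q<1$, $\epsilon\le\frac12$. From (8) and $-\ln(1-x)\le\frac x{1-x}\le\frac43x$ for $0\le x\le\frac14$, we get $\frac34Kq^V\le\frac43\epsilon^2$, so $Kq^V\le2\epsilon^2$. In particular $\epsilon>0$. Since $4wd+1\le2(2wd+1)$, we have $K\ge cn/(2^DV)$. With $V\le2^V$,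
$$\frac{cn}{2^{D+1}\epsilon^2}\le Vq^{-V}\le(2/q)^V .$$
For large $n$ we have $cn/2^{D+1}\ge n^{1/2}$, and then the left side is at least $n^{1/2}\epsilon^{-2}\ge(n/\epsilon)^{1/2}$. So
$$V\ge\frac{\log(n/\epsilon)}{2\log(2/q)} .$$
If $d=0$ then $V=1$, which this excludes for large $n$. For $d\ge1$ we have $2wd+1\le3wd$, so $V\le(3wd)^D$ and
$$d\ge\frac1{3w}\Bigl(\frac{\log(n/\epsilon)}{2\log(2/q)}\Bigr)^{1/D}. \qquad\blacksquare$$

The first inequality of Theorem 3 also restricts codes with a single logical qubit. There $K\ge1$, and $1-e^{-x}\ge x/2$ on $[0,1]$ gives $\epsilon^2\ge1-e^{-\frac34q^V}\ge\frac38q^V$. If $\epsilon\le n^{-\alpha}$ with a constant $\alpha>0$ and $q<1$, then $V\log(1/q)\ge2\alpha\log n-\log\frac83$, so again $d=\Omega((\log n)^{1/D})$. For $q=1$ the inequality reads $\epsilon^2\ge\frac38$, and such an error is impossible for large $n$.
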